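\title{The Levin--Schnorr condition on $QK$ does not characterize weak Solovay random quantum states}

\begin{abstract}
By the Levin--Schnorr theorem, an infinite bit sequence is Martin-L\"of random exactly when its initial segments are incompressible up to an additive constant. We consider the analogous statement for coherent sequences $(\rho_n)$ of density matrices on $n$ qubits, with weak Solovay tests as the tests and with the complexity $QK^\varepsilon$, which measures how cheaply one can describe a subspace carrying weight more than $\varepsilon$. Weak Solovay randomness implies $QK^\varepsilon(\rho_n)\ge n-c_\varepsilon$, but the converse fails, already for a diagonal state and with $c_\varepsilon=\log(1/\varepsilon)+2\log\log(1/\varepsilon)+O(1)$, which is optimal among diagonal states up to the $\log\log$ term. The correct criterion is $QK^\varepsilon(\rho_n)-n\to\infty$. We also identify the tests that the Levin--Schnorr condition does characterize, and show that the equivalence survives for computable states and for diagonal states given by purely atomic measures. The counterexample is a nested sequence of clopen sets, each obtained from the previous one by keeping a randomly chosen half of each of many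 small cylinders.
\end{abstract}

\section{The question and the answer}\label{sec:intro}

An infinite bit sequence can be called random for two reasons: it passes all effective statistical tests, or its initial segments have no short descriptions. The Levin--Schnorr theorem says that the two reasons agree. We ask whether they still agree for infinite sequences of qubits. Throughout, $\mathbb N=\{1,2,\dots\}$, $\log=\log_2$, and c.e.\ means computably enumerable.

\subsection*{The classical theorem}
Let $2^\omega$ be the space of infinite bit sequences, $X{\upharpoonright}n$ the string of the first $n$ bits of $X$, $[\sigma]$ the cylinder of all sequences extending the string $\sigma$, and $\lambda$ the uniform measure, $\lambda([\sigma])=2^{-|\sigma|}$. The clopen sets are the finite unions of cylinders. A \emph{Martin-L\"of test} is a sequence $(G_m)$ in which $G_m$ is the union of a c.e.\ set of cylinders, uniformly in $m$, and $\lambda(G_m)\le2^{-m}$. A sequence $X$ is \emph{Martin-L\"of random} if $X\notin\bigcap_mG_m$ for every such test.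

A \emph{prefix-free machine} is a partial computable function $M$ on binary strings such that no element of $\mathrm{dom}(M)$ is a proper prefix of another. The cylinders $[p]$, $p\in\mathrm{dom}(M)$, are then disjoint, which gives Kraft's inequality $\sum_{p\in\mathrm{dom}(M)}2^{-|p|}\le1$. A prefix-free machine $U$ is \emph{universal} if for every prefix-free machine $M$ there is a constant $C_M$ such that each output $M(q)$ equals $U(p)$ for some $p$ with $|p|\le|q|+C_M$. The prefix-free complexity $K(\sigma)$ is the length of a shortest program for $\sigma$ on a fixed universal machine. The Levin--Schnorr theorem states that $X$ is Martin-L\"of random if and only if there is $c$ with $K(X{\upharpoonright}n)\ge n-c$ for all $n$.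

\subsection*{States and special projections}
Let $|x\rangle$, $x\in\{0,1\}^n$, be the standard basis of $(\mathbb C^2)^{\otimes n}=\mathbb C^{2^n}$. A density matrix is a positive semidefinite matrix of trace $1$. A \emph{state} is a sequence $\rho=(\rho_n)_{n\in\mathbb N}$ of density matrices $\rho_n$ on $\mathbb C^{2^n}$ that is \emph{coherent}: $\rho_n$ is the partial trace of $\rho_{n+1}$ over its last qubit. Thus $\rho_n$ plays the part of $X{\upharpoonright}n$. The part of $\lambda$ is played by the \emph{tracial state} $\tau=(2^{-n}I_{2^n})_n$.

The part of the clopen sets is played by \emph{special projections}: orthogonal projections $P$ onto a subspace of some $\mathbb C^{2^n}$ spanned by finitely many vectors with algebraic complex entries. The zero projection is allowed. For $P$ on $n$ qubits we write $\rho(P)=\mathrm{Tr}(\rho_nP)$, the probability that the measurement $\{P,I-P\}$ of $\rho_n$ has outcome $P$; in particular $\tau(P)=\mathrm{rank}(P)/2^n$. A special projection has a finite description, namely $n$ and the list of spanning vectors. Arithmetic, conjugation and equality of algebraic numbers, and the order of real algebraic numbers, are computable. Hence the Gram--Schmidt process computes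 from the description the rank of $P$ and its matrix entries, which are algebraic, exactly. This is the only use of algebraicity: it makes the comparisons below decidable.

\subsection*{Tests and complexity}
\begin{definition}
A \emph{weak Solovay test} is a computable sequence $(S_k)_k$ of special projections with $\sum_k\tau(S_k)<\infty$. A state $\rho$ \emph{passes} it \emph{at level} $\delta>0$ if $\rho(S_k)>\delta$ for only finitely many $k$. A state is \emph{weak Solovay random} if it passes every weak Solovay test at every level $\delta\in(0,1)$.
\end{definition}

In other words, $\rho(S_k)\to0$ along every computable sequence of measurements whose success probabilities in the tracial state are summable.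

\begin{definition}
Fix a universal prefix-free machine $U$ whose outputs are read as descriptions of special projections. For a density matrix $\sigma$ on $\mathbb C^{2^n}$ and a rational $\varepsilon\in(0,1)$, let $QK^\varepsilon(\sigma)$ be the infimum of $|p|+\log\mathrm{rank}(U(p))$ over all $p\in\mathrm{dom}(U)$ such that $U(p)$ is a special projection on $\mathbb C^{2^n}$ with $\mathrm{Tr}(\sigma\,U(p))>\varepsilon$. A state $\rho$ \emph{satisfies} (LS) if for every rational $\varepsilon\in(0,1)$ there is a constant $c$ such that $QK^\varepsilon(\rho_n)\ge n-c$ for all $n$.
\end{definition}

The quantity $QK^\varepsilon$ is the length of a two-part description: $|p|$ bits name a subspace that carries weight more than $\varepsilon$, and $\log\mathrm{rank}$ accounts for the size of the subspace. Only nonzero projections compete, so $QK^\varepsilon\ge0$. For $P=U(p)$ on $n$ qubits,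
\begin{equation}\label{eq:deficiency}
|p|+\log\mathrm{rank}(P)-n=|p|-\log\bigl(1/\tau(P)\bigr).
\end{equation}
So $QK^\varepsilon(\rho_n)$ falls below $n$ when $\rho$ gives weight more than $\varepsilon$ to a projection that is smaller than its program is long.

Two examples show what to expect. The tracial state passes every test, since $\tau(S_k)\to0$. A projection with $\tau(P)>\varepsilon$ makes \eqref{eq:deficiency} larger than $-\log(1/\varepsilon)$, so $\tau$ satisfies (LS) with $c=\log(1/\varepsilon)$. At the other extreme, a sequence $X\in2^\omega$ gives the state $\rho_n=|X{\upharpoonright}n\rangle\langle X{\upharpoonright}n|$. Here $\rho_n$ is itself a special projection of rank $1$, computable from $X{\upharpoonright}n$, so $QK^\varepsilon(\rho_n)\le K(X{\upharpoonright}n)+O(1)$; we shall see in Remark~\ref{rem:point} that for this state weak Solovay randomness, (LS) and Martin-L\"of randomness of $X$ all coincide. This suggests a positive answer to the following question, which is posed as open in \cite{Bhojraj}.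

\medskip
\noindent\textbf{Question.} \emph{Is a state weak Solovay random if and only if it satisfies} (LS)\emph{?}
\medskip

The answer is no. Call a state \emph{diagonal} if every $\rho_n$ is diagonal in the standard basis.

\begin{theorem}\label{thm:main}
\begin{enumerate}
\item[(a)] Every weak Solovay random state satisfies \textup{(LS)}.
\item[(b)] There are a diagonal state $\rho$ and a weak Solovay test $(T_t)$ with $\rho(T_t)=1$ for infinitely many $t$ such that for every rational $\varepsilon\in(0,1)$, with $i=\lceil\log(1/\varepsilon)\rceil$,
\[
QK^\varepsilon(\rho_n)\ \ge\ n-\bigl(i+2\max(1,\lceil\log i\rceil)+1\bigr)\qquad\text{for all }n.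
\]
This $\rho$ fails the test at every level $\delta\in(0,1)$, so it satisfies \textup{(LS)} but is not weak Solovay random.
\end{enumerate}
\end{theorem}

Section~\ref{sec:programs} translates complexity bounds into tests. It shows that weak Solovay randomness means that $QK^\varepsilon(\rho_n)-n$ tends to infinity (Theorem~\ref{thm:chaitin}), while (LS) only asks that it be bounded below (Theorem~\ref{thm:arrays} describes the corresponding tests). Section~\ref{sec:survive} treats three cases in which the two demands coincide; they tell us what a counterexample must look like. Sections~\ref{sec:halving} and~\ref{sec:construction} build the counterexample, and Section~\ref{sec:constant} shows that its constant is close to the best possible.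

\section{Programs as tests and tests as programs}\label{sec:programs}

For $p\in\mathrm{dom}(U)$ let $n(p)$ be the number of qubits on which $U(p)$ acts and put $\tau_p=\tau(U(p))$. For an integer $c$, positive or not, let $D_c$ be the set of programs that compress by more than $c$ bits:
\[
D_c=\{p\in\mathrm{dom}(U):\ U(p)\ne0,\ |p|+\log\mathrm{rank}\,U(p)<n(p)-c\}.
\]
By \eqref{eq:deficiency}, $p\in D_c$ means $0<\tau_p<2^{-c-|p|}$. The sets $D_c$ decrease as $c$ grows. Once $U(p)$ is known, membership of $p$ in $D_c$ is a comparison of rationals, so the $D_c$ are uniformly c.e. Kraft's inequality gives
\begin{equation}\label{eq:budget}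
\sum_{p\in D_c}\tau_p\le2^{-c},
\end{equation}
and the definition of $QK^\varepsilon$ gives
\begin{equation}\label{eq:dict}
QK^\varepsilon(\rho_n)<n-c\iff\text{some }p\in D_c\text{ has }n(p)=n\text{ and }\rho(U(p))>\varepsilon.
\end{equation}
Thus the programs in $D_c$ form a test. The passage from tests to programs is the Kraft--Chaitin theorem: if $(l_k,y_k)_k$ is a computable list of requests, with $l_k$ nonnegative integers, $y_k$ strings and $\sum_k2^{-l_k}\le1$, then some prefix-free machine outputs each $y_k$ on a program of length $l_k$. By universality there is then a constant $C$ such that each $y_k$ equals $U(p_k)$ for some $p_k$ with $|p_k|\le l_k+C$.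

\begin{theorem}[criterion of Chaitin type]\label{thm:chaitin}
A state $\rho$ is weak Solovay random if and only if $\lim_n\bigl(QK^\varepsilon(\rho_n)-n\bigr)=\infty$ for every rational $\varepsilon\in(0,1)$.
\end{theorem}

\begin{proof}
Suppose that for some $\varepsilon$ and some $C\in\mathbb N$ we have $QK^\varepsilon(\rho_n)<n+C$ for infinitely many $n$. By \eqref{eq:dict}, for each such $n$ some $p\in D_{-C}$ has $n(p)=n$ and $\rho(U(p))>\varepsilon$, and these programs are distinct for distinct $n$. Enumerate the infinite c.e.\ set $D_{-C}$ without repetition. By \eqref{eq:budget} the projections $U(p)$ form a weak Solovay test, and $\rho$ fails it at level $\varepsilon$.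

Conversely, let $(S_k)$ be a weak Solovay test with $S_k$ on $n_k$ qubits, $\sum_k\tau(S_k)\le2^b$ for some $b\in\mathbb N$, and $\rho(S_k)>\delta$ for infinitely many $k$. For each nonzero $S_k$ request a program of length $l_k=\lceil\log(1/\tau(S_k))\rceil+b$. Then $\sum_k2^{-l_k}\le2^{-b}\sum_k\tau(S_k)\le1$, so there are programs $p_k$ for $S_k$ with $|p_k|\le\log(1/\tau(S_k))+C'$, where $C'=b+1+C$. By \eqref{eq:deficiency}, $|p_k|+\log\mathrm{rank}\,S_k\le n_k+C'$. Fix a rational $\varepsilon\in(0,\delta]$. Then $QK^\varepsilon(\rho_{n_k})\le n_k+C'$ whenever $\rho(S_k)>\delta$. These $n_k$ take infinitely many values: a nonzero projection on $n$ qubits has $\tau\ge2^{-n}$, so at most $2^{b+n}$ nonzero $S_k$ act on $n$ qubits. Hence $QK^\varepsilon(\rho_n)-n$ does not tend to infinity.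
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}(a)]
If $\rho$ is weak Solovay random, the sequence $QK^\varepsilon(\rho_n)-n$ tends to infinity and its $n$th term is at least $-n$. So it is bounded below.
\end{proof}

The Kraft--Chaitin step above turns a test into programs that compress by a bounded amount only. To contradict (LS) one needs compression by unbounded amounts, and for this a test must come with an effective guarantee of smallness. Call a computable double sequence $(S^m_k)_{m,k\ge1}$ of special projections a \emph{test array} if $\sum_k\tau(S^m_k)\le2^{-m}$ for all $m$.

\begin{theorem}\label{thm:arrays}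
A state $\rho$ satisfies \textup{(LS)} if and only if $\lim_m\sup_k\rho(S^m_k)=0$ for every test array $(S^m_k)_{m,k\ge1}$.
\end{theorem}

\begin{proof}
Assume (LS) and let $(S^m_k)$ be a test array. Row $m$ has total weight at most $2^{-m}$; we spend half of the exponent on compression and half on making the rows summable. For each nonzero $S^m_k$ request a program of length
\[
l^m_k=\bigl\lceil\log(1/\tau(S^m_k))\bigr\rceil-\lfloor m/2\rfloor+1 ,
\]
which is positive because $\tau(S^m_k)\le2^{-m}$. We have
\[
\sum_{m,k}2^{-l^m_k}\le\frac12\sum_{m\ge1}2^{\lfloor m/2\rfloor}2^{-m}=\frac12\sum_{m\ge1}2^{-\lceil m/2\rceil}=1 .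
\]
By the Kraft--Chaitin theorem and \eqref{eq:deficiency} there is $C$, independent of $m$, $k$ and $\varepsilon$, such that $\rho(S^m_k)>\varepsilon$ with $S^m_k$ on $n$ qubits implies $QK^\varepsilon(\rho_n)\le n-\lfloor m/2\rfloor+C$. If $c_\varepsilon$ is the constant given by (LS), this is impossible when $\lfloor m/2\rfloor>C+c_\varepsilon$. So $\sup_k\rho(S^m_k)\le\varepsilon$ for all large $m$.

Conversely, enumerate the sets $D_m$ uniformly, with at most one new element per step. Let $S^m_k=U(p)$ if $p$ enters $D_m$ at step $k$, and let $S^m_k$ be the zero projection on one qubit if nothing enters. By \eqref{eq:budget} this is a test array. Given $\varepsilon$, choose $m$ with $\rho(U(p))\le\varepsilon$ for all $p\in D_m$. By \eqref{eq:dict}, $QK^\varepsilon(\rho_n)\ge n-m$ for all $n$.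
\end{proof}

The tails of a weak Solovay test have weights tending to $0$, but they form a test array only if one can compute where a tail of weight $2^{-m}$ begins. This is the gap that the counterexample exploits.

\section{Three cases in which the equivalence holds}\label{sec:survive}

Diagonal states are probability measures. A probability measure $\mu$ on $2^\omega$ gives $\rho_n=\sum_{|x|=n}\mu([x])\,|x\rangle\langle x|$, coherence being the identity $\mu([x])=\mu([x0])+\mu([x1])$, and every diagonal state arises in this way. Such a state sees only the diagonal of a projection. For a special projection $P$ on $n$ qubits define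
\[
f_P(X)=\langle X{\upharpoonright}n|\,P\,|X{\upharpoonright}n\rangle\in[0,1]\qquad(X\in2^\omega).
\]
This function depends on the first $n$ bits only, its values are real algebraic numbers computable from $P$, and
\[
\tau(P)=\int f_P\,d\lambda,\qquad\rho(P)=\int f_P\,d\mu .
\]
A set $S$ of strings of length $n$ is identified both with the clopen set $\bigcup_{x\in S}[x]$ and with the special projection onto $\mathrm{span}\{|x\rangle:x\in S\}$; then $\tau(S)=\lambda(S)$ and $\rho(S)=\mu(S)$. The measure $\mu$ is \emph{purely atomic} if it is concentrated on the countable set of points of positive mass. A state is \emph{computable} if the entries of $\rho_n$ are computable uniformly in $n$.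

\begin{corollary}\label{cor:survive}
\begin{enumerate}
\item[(1)] If $\rho$ satisfies \textup{(LS)}, then it passes, at all levels, every weak Solovay test $(S_k)$ for which $\sum_k\tau(S_k)$ is a computable real. So the test in Theorem~\ref{thm:main}(b) necessarily has a noncomputable sum.
\item[(2)] A computable state satisfies \textup{(LS)} if and only if it is weak Solovay random.
\item[(3)] A diagonal state given by a purely atomic measure satisfies \textup{(LS)} if and only if it is weak Solovay random.
\end{enumerate}
\end{corollary}

\begin{proof}
By Theorem~\ref{thm:main}(a) we only have to show that (LS) implies passing. Let $\rho$ satisfy (LS) and let $(S_k)$ be a weak Solovay test. In each case we extract a test array from $(S_k)$ and apply Theorem~\ref{thm:arrays}.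

(1) The partial sums are rational and the sum is computable, so the tails are uniformly computable reals tending to $0$, and we can compute $k_1<k_2<\cdots$ with $\sum_{k\ge k_m}\tau(S_k)\le2^{-m}$. The test array $S^m_k=S_{k_m+k}$ gives $\sup_{k>k_m}\rho(S_k)\to0$, that is, $\rho(S_k)\to0$.

For (2) and (3) suppose that $\rho(S_k)>\delta$ for infinitely many $k$ and fix a rational $\delta'\in(0,\delta)$.

(2) The reals $\rho(S_k)$ are uniformly computable, so $\{k:\rho(S_k)>\delta'\}$ is c.e. It is infinite and $\tau(S_k)\to0$, so a search finds for each $m$ an index $k_m$ with $\rho(S_{k_m})>\delta'$ and $\tau(S_{k_m})\le2^{-m}$. The test array $S^m_1=S_{k_m}$, $S^m_k=0$ for $k>1$, has $\sup_k\rho(S^m_k)>\delta'$ for all $m$, a contradiction.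

(3) First replace the projections by sets. The clopen sets $C_k=\{f_{S_k}>\delta'/2\}$ form a computable sequence. By Markov's inequality $\sum_k\lambda(C_k)\le(2/\delta')\sum_k\tau(S_k)\le b$ for some $b\in\mathbb N$. If $\rho(S_k)>\delta$, then $\delta<\int f_{S_k}\,d\mu\le\mu(C_k)+\delta'/2$, so $\mu(C_k)>\delta'/2$. Hence $\mu\bigl(\bigcup_{k\ge l}C_k\bigr)>\delta'/2$ for every $l$, and the set of points lying in infinitely many $C_k$ has $\mu$-measure at least $\delta'/2$. Since $\mu$ is purely atomic, this set contains a point $x$ of mass $w>0$.

Now count visits. Let $C^m_k$ be the set of $y\in C_k$ that lie in exactly $b2^m$ of the sets $C_1,\dots,C_k$. These are clopen sets, computable from $m$ and $k$. For fixed $m$ they are pairwise disjoint, because $k$ is determined by $y$ as the time of its $(b2^m)$th visit, and they are contained in $\{y:\sum_k1_{C_k}(y)\ge b2^m\}$, which has $\lambda$-measure at most $2^{-m}$ by Markov's inequality. So $(C^m_k)$ is a test array. For every $m$ the point $x$ lies in some $C^m_k$, so $\sup_k\rho(C^m_k)\ge w$ for all $m$, a contradiction.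
\end{proof}

\begin{remark}\label{rem:point}
Let $\rho$ be the state of the point mass at $X$. If $\rho$ fails a weak Solovay test, then $X$ lies in all the sets $\bigcup_kC^m_k$ of the last proof, and these form a Martin-L\"of test. Conversely, if $X\in\bigcap_mG_m$ for a Martin-L\"of test, enumerate each $G_m$ as a disjoint union of cylinders; all these cylinders together form a weak Solovay test of weight at most $1$, and infinitely many of them contain $X$. So $\rho$ is weak Solovay random if and only if $X$ is Martin-L\"of random, and by Corollary~\ref{cor:survive}(3) both are equivalent to (LS).
\end{remark}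

The proof of (3) shows where a general measure escapes. The union $\bigcup_kC^m_k$ still has $\mu$-measure at least $\delta'/2$, but (LS) looks at one projection at a time, and the mass may be split among many $k$ in small pieces. An atom cannot be split. A diagonal counterexample must therefore be noncomputable and not purely atomic, and its mass must be spread so that it can be covered cheaply by many projections together but not by any single one.

\section{Halving a set without raising averages}\label{sec:halving}

Write $f_p=f_{U(p)}$, and for a nonempty clopen set $S$ let
\[
A_S(f)=\frac1{\lambda(S)}\int_Sf\,d\lambda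
\]
be the average of $f$ over $S$. The number $A_S(f_p)$ is a finite average of diagonal entries of $U(p)$, hence a real algebraic number computable from $S$ and $U(p)$. Comparing such numbers with each other and with rationals is decidable.

\subsection*{The game}
By \eqref{eq:dict} it is enough to find constants $c_i$ and a measure $\mu$ with $\int f_p\,d\mu\le2^{-i}$ for all $i$ and all $p\in D_{c_i}$, together with a test that $\mu$ fails. We look for clopen sets $S_1\supset S_2\supset\cdots$ with $\lambda(S_j)=2^{-j}$, on which all these $f_p$ have small averages, and let $\mu$ be the limit of the uniform distributions on the $S_j$. The $S_j$ cannot be computable, since they would then form a test with computable sum. We only have guesses for them, which change as programs halt, and the test must list every guess. So the total measure of all guesses ever made has to be finite.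

Think of the enumeration of $D_{c_i}$ as an opponent who reveals functions $f_p$ one at a time, pays $\tau_p=\int f_p\,d\lambda$ for each, and has the budget \eqref{eq:budget}. If we give up a guess $S$ because a single new $f_p$ has average more than $e$ on it, the opponent has paid more than $e\lambda(S)$, and our loss $\lambda(S)$ is covered. The danger is that we are forced to give up $S$ by many functions together, none of which has a large average on $S$.

This happens when the $S_j$ are cylinders. Let the budget be $2^{-c}$ and fix a depth $d>c$. Whenever we guess a cylinder $S_d$, the opponent reveals its indicator function, at price $2^{-d}$, and we must move to a new cylinder. This can be repeated $2^{d-c}$ times. A cylinder of length $j$ contains only $2^{d-j}$ cylinders of length $d$, so for each $j\in[c,d]$ we have guessed at least $2^{j-c}$ different sets $S_j$, of total measure at least $2^{-c}$. Our loss is at least $(d-c+1)2^{-c}$, which is unbounded in $d$: the same payment has been used against us at every level.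

\begin{example}\label{ex:four}
Let $R$ be a union of $N$ cylinders $R_1,\dots,R_N$ of equal length, and for $b\in\{0,1\}^N$ let $S_b\subset R$ consist of the left half of $R_q$ where $b_q=0$ and the right half where $b_q=1$. Suppose the opponent answers each guess $S_b$ with its indicator function $g_b$. Then $A_R(g_b)=\frac12$, and $A_{S_{b'}}(g_b)$ is the fraction of positions in which $b$ and $b'$ agree. For $N=1$ we are stuck after two moves: both halves carry a function of average $1$, and $R$ must be given up. For $N=4$ we can play in turn the eight words of even weight,
\[
0000,\ 1111,\ 0011,\ 1100,\ 0101,\ 1010,\ 0110,\ 1001 .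
\]
Two of them differ in at least two positions, so on each new guess all earlier functions have average at most $\frac12$, no more than on $R$. After two moves the revealed sets cover $R$, and after eight they cover it four times, yet $R$ was never given up, and each abandoned guess was paid for in full by the function that removed it.
\end{example}

Inside a set $R$ of measure $r$, an opponent with budget $1$ can cover $R$ at most $1/r$ times. The next lemma shows that an $N$ depending only on $r$ and on a tolerance $\eta$ suffices against every family of functions within the budget, however many functions it has and however many bits they depend on. This independence is what allows us to fix the shape of the sets in advance.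

\begin{lemma}\label{lem:halving}
Let $R$ be a disjoint union of $N$ cylinders $R_1,\dots,R_N$ of equal length, $\lambda(R)=r$, and let $\eta>0$. Let $(f_p)_{p\in D}$ be a finite family of locally constant functions $2^\omega\to[0,1]$ with $\sum_p\int f_p\,d\lambda\le1$. Choose independently for each $q$ one of the two halves of $R_q$, each with probability $\frac12$, and let $S$ be the union of the chosen halves. Then
\[
\Pr\bigl[A_S(f_p)>A_R(f_p)+\eta\text{ for some }p\in D\bigr]\le\frac1{r\eta^2N}.
\]
\end{lemma}

\begin{proof}
Fix $p$, put $a_p=A_R(f_p)$, and let $Y_q\in[0,1]$ be the average of $f_p$ on the half chosen in $R_q$. The $Y_q$ are independent, $\mathbb E\,Y_q=A_{R_q}(f_p)$, and $A_S(f_p)=\frac1N\sum_qY_q$ has expectation $\frac1N\sum_qA_{R_q}(f_p)=a_p$. Since $Y_q^2\le Y_q$, its variance is at most $N^{-2}\sum_q\mathbb E\,Y_q=a_p/N$. By Chebyshev's inequality the bound fails for this $p$ with probability at most $a_p/(\eta^2N)$. The variance is proportional to the mean, so the union bound involves only $\sum_pa_p\le r^{-1}\sum_p\int f_p\,d\lambda\le1/r$ and not the size of $D$.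
\end{proof}

\section{The counterexample}\label{sec:construction}

\subsection*{Thresholds and constants}
Passing from $S_{j-1}$ to $S_j$ may raise averages by a tolerance $\eta_j$. So for each $i$ we use a threshold $e_i(j)$ that rises with the level $j$. It stays below $2^{-i}$, which is the bound we want, and above $2^{-i-1}$, so that exceeding it is expensive. Its increments must dominate $\eta_j$. They are smaller than $2^{-i}$, so only finitely many $i$ can be served at a given level, and $i$ enters at some level $\ell(i)$. On entry nothing has been done for $i$, and we rely on the trivial bound $A_S(f_p)\le\tau_p/\lambda(S)\le2^{\ell(i)-1-c_i}$ at level $\ell(i)-1$; it is at most $2^{-i-1}$ when $c_i\ge i+\ell(i)$. Finally, the opponent can remove measure about $2^{i+1-c_i}$ on behalf of $i$, and this must be summable. The choice $\ell(i)=i$ would force $c_i\ge2i$; letting $i$ enter at level about $\log i$ makes both requirements cost only $O(\log i)$.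

For $i\ge1$ put
\[
\ell(i)=\max(1,\lceil\log i\rceil),\qquad c_i=i+2\ell(i)+1,\qquad e_i(j)=2^{-i}\bigl(1-2^{-(j-\ell(i)+2)}\bigr)
\]
for $j\ge\ell(i)-1$. Call $i$ \emph{active at level} $j\ge1$ if $\ell(i)\le j$, that is, $i\le2^j$. Then $e_i(\ell(i)-1)=2^{-i-1}$ and $2^{-i-1}\le e_i(j)<2^{-i}$. With $\eta_j=2^{-(2^j+j+1)}$, every $i$ active at level $j$ satisfies
\begin{equation}\label{eq:gap}
e_i(j)-e_i(j-1)=2^{-i-(j-\ell(i)+2)}\ge\eta_j ,
\end{equation}
because $i\le2^j$ and $\ell(i)\ge1$. The sequence $c_i$ is increasing and $c_1=4$, so $D_{c_i}\subseteq D_4$ for all $i$. The value $\ell(i)=1$ is taken by $i=1,2$ and each value $l\ge2$ by $2^{l-1}$ indices, so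
\begin{equation}\label{eq:sumc}
\sum_{i\ge1}2^{i+1-c_i}=\sum_{i\ge1}4^{-\ell(i)}=\frac12+\sum_{l\ge2}2^{-l-1}=\frac34 .
\end{equation}

\subsection*{Levels and children}
Let $m_0=0$ and $m_j=2^{j+1}+3j+2$ for $j\ge1$, and put $N_j=2^{m_j}$, $n_j=m_j+j$. A \emph{level-$j$ set} will consist of $N_j$ strings of length $n_j$, so it has measure $2^{-j}$. The only level-$0$ set is $2^\omega$, given by the empty string. Let $S$ be a level-$(j-1)$ set. Its strings have $N_{j-1}2^{n_j-1-n_{j-1}}=N_j$ extensions of length $n_j-1$ in total. A \emph{child} of $S$ is obtained by appending one bit, chosen freely, to each of these $N_j$ extensions. The level-$j$ sets are the children of level-$(j-1)$ sets. The random set in Lemma~\ref{lem:halving}, applied to these $N_j$ cylinders, is a random child, and $r\eta^2N=2^{-(j-1)}\eta_j^2N_j=2$. The failure probability is therefore at most $\frac12$, and we obtain: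
\begin{equation}\label{eq:child}
\begin{array}{l}
\text{for every level-}(j-1)\text{ set }S\text{ and every finite }D\subseteq D_4\text{ there is a child}\\
S'\text{ of }S\text{ with }A_{S'}(f_q)\le A_S(f_q)+\eta_j\text{ for all }q\in D.
\end{array}
\end{equation}
Here \eqref{eq:budget} supplies the hypothesis $\sum_{q\in D}\tau_q\le1$.

\subsection*{The construction}
Enumerate $D_4$ computably without repetition, with at most one new element per stage, and let $D[t]$ be the part enumerated by stage $t$. At the end of each stage we have a \emph{path} $S_0\supset S_1\supset\dots\supset S_d$, where $S_0=2^\omega$ and each $S_j$ is a child of $S_{j-1}$. Initially $d=0$. Stage $t\ge1$ has two steps.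
\begin{enumerate}
\item[1.] Suppose that a new $p$ is enumerated and that there are $j\in\{1,\dots,d\}$ and $i$ active at level $j$ with $p\in D_{c_i}$ and $A_{S_j}(f_p)>e_i(j)$. Take the least such $j$, then the least such $i$, and remove $S_j,\dots,S_d$ from the path. We say that $S_j$ is \emph{killed by} $(i,p)$ and that $S_{j+1},\dots,S_d$ are \emph{swept}. Otherwise remove nothing.
\item[2.] Let $S_d$ now denote the last set left on the path. Append the first child $S'$ of $S_d$, in a fixed order, with $A_{S'}(f_q)\le A_{S_d}(f_q)+\eta_{d+1}$ for all $q\in D[t]$. It exists by \eqref{eq:child}. Put $T_t=S'$.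
\end{enumerate}
Each step involves finitely many decidable comparisons, so $(T_t)_{t\ge1}$ is a computable sequence of special projections.

\begin{lemma}\label{lem:invariant}
At the end of stage $t$, for every level $j\ge1$ on the path, every $i$ active at level $j$ and every $q\in D_{c_i}\cap D[t]$ we have $A_{S_j}(f_q)\le e_i(j)$.
\end{lemma}

\begin{proof}
We use induction on $t$; initially there is nothing to prove. The sets $S_1,\dots,S_d$ left after Step~1 satisfy the bound for $q\in D[t-1]$ by induction, and for the new program because the least violating level was removed. Consider the appended set $S'$ at level $d+1$, an index $i$ active at level $d+1$, and $q\in D_{c_i}\cap D[t]$. We claim that $A_{S_d}(f_q)\le e_i(d)$. If $d\ge1$ and $i$ is active at level $d$, this was just shown. Otherwise $\ell(i)=d+1$, so $c_i=i+2d+3$, and \eqref{eq:budget} gives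
\[
A_{S_d}(f_q)\le2^d\tau_q\le2^{d-c_i}=2^{-i-d-3}\le2^{-i-1}=e_i(d).
\]
By Step~2 and \eqref{eq:gap}, $A_{S'}(f_q)\le e_i(d)+\eta_{d+1}\le e_i(d+1)$.
\end{proof}

\begin{lemma}\label{lem:sum}
$\sum_t\tau(T_t)\le\frac52$. In particular $(T_t)$ is a weak Solovay test.
\end{lemma}

\begin{proof}
After it is appended, $T_t$ is killed at some later stage, swept at some later stage, or never removed. If a level-$j$ set $S$ is killed by $(i,p)$, then
\[
\tau_p\ge\int_Sf_p\,d\lambda=\lambda(S)A_S(f_p)>\lambda(S)\,e_i(j)\ge\lambda(S)\,2^{-i-1},
\]
so $\lambda(S)<2^{i+1}\tau_p$ with $p\in D_{c_i}$. A program kills only at the stage at which it is enumerated, and it kills one set. So different kills use different programs, and by \eqref{eq:budget} and \eqref{eq:sumc} the killed sets have total measure at most $\sum_i2^{i+1}\sum_{p\in D_{c_i}}\tau_p\le\frac34$. The sets swept along with a killed level-$j$ set lie on distinct levels above $j$, so their total measure is less than $\sum_{j'>j}2^{-j'}=2^{-j}$, the measure of the killed set. Hence the swept sets also have total measure at most $\frac34$. Finally, a set is appended at level $j$ only when that level is vacant, so each level has at most one set that is never removed,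 and these contribute at most $\sum_{j\ge1}2^{-j}=1$.
\end{proof}

\subsection*{The limit path and the state}
Each set appended at level $j$ has measure $2^{-j}$, so by Lemma~\ref{lem:sum} only finitely many sets are ever appended at level $j$, and there are only finitely many removals at that level. Fix $j$ and consider the stages after the last removal at levels up to $j$. While $d<j$ nothing can be removed and the path grows by one set per stage. Once $d\ge j$, the level-$j$ set stays forever; call it $S^\infty_j$. At late stages $S^\infty_j$ and $S^\infty_{j+1}$ are both on the path, so $S^\infty_{j+1}$ is a child of $S^\infty_j$. Applying Lemma~\ref{lem:invariant} at a stage when $p$ has been enumerated and $S^\infty_j$ is on the path, we get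
\begin{equation}\label{eq:limit}
A_{S^\infty_j}(f_p)\le e_i(j)<2^{-i}\qquad\text{for all }i,\ \text{all }j\ge\ell(i),\ \text{all }p\in D_{c_i}.
\end{equation}

For a string $x$ choose $j$ with $n_j\ge|x|$ and let $\mu([x])$ be the fraction of the $N_j$ strings of $S^\infty_j$ that extend $x$. This does not depend on $j$, because every string of $S^\infty_j$ has the same number $N_{j+1}/N_j$ of extensions in $S^\infty_{j+1}$. Since $\mu([x])=\mu([x0])+\mu([x1])$, this defines a probability measure $\mu$, and we let $\rho$ be its diagonal state. Explicitly, $\rho_{n_j}$ is $N_j^{-1}$ times the projection $S^\infty_j$, and $\int f\,d\mu=A_{S^\infty_j}(f)$ for every function $f$ of the first $n_j$ bits.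

\begin{proof}[Proof of Theorem~\ref{thm:main}(b)]
We have $\rho(S^\infty_j)=1$ for all $j\ge1$, and each $S^\infty_j$ is some $T_t$, with different $t$ for different $j$. So $\rho(T_t)=1$ for infinitely many $t$, and $(T_t)$ is a weak Solovay test by Lemma~\ref{lem:sum}. Let $\varepsilon\in(0,1)$ be rational and $i=\lceil\log(1/\varepsilon)\rceil\ge1$, so that $2^{-i}\le\varepsilon$. For $p\in D_{c_i}$ choose $j\ge\ell(i)$ with $n_j\ge n(p)$. Then $\rho(U(p))=\int f_p\,d\mu=A_{S^\infty_j}(f_p)<\varepsilon$ by \eqref{eq:limit}. By \eqref{eq:dict}, $QK^\varepsilon(\rho_n)\ge n-c_i$ for all $n$.
\end{proof}

Of the machine $U$, the proof of Theorem~\ref{thm:main}(b) uses only that it is computable and prefix-free, the latter through \eqref{eq:budget}. This is why the constant does not depend on $U$. Universality is needed only where programs are produced, in the Kraft--Chaitin steps and in Proposition~\ref{prop:constant}.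

\begin{remark}\label{rem:shape}
The set $S^\infty_j$ has full weight and measure $2^{-j}$, but it takes about $j$ bits to name it. Indeed, the case $\varepsilon=\frac12$, where $c_1=4$, shows that every program $p$ for $S^\infty_j$ has $|p|+m_j\ge n_j-4$, that is, $|p|\ge j-4$, while the proof of Theorem~\ref{thm:chaitin} applied to $(T_t)$ gives a program of length $j+O(1)$. So for each $\varepsilon$ the difference $QK^\varepsilon(\rho_{n_j})-n_j$ is bounded above and below. The measure $\mu$ has no atoms, since $\mu([x])\le1/N_j$ for $|x|=n_j$, and $\rho$ is not computable by Corollary~\ref{cor:survive}(2).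
\end{remark}

\section{The size of the constant}\label{sec:constant}

The tracial state satisfies (LS) with $c=\log(1/\varepsilon)$, and the nonrandom state of Theorem~\ref{thm:main}(b) needs hardly more. No diagonal state does much better.

\begin{proposition}\label{prop:constant}
There is a constant $C$ such that for every diagonal state $\rho$ and every rational $\varepsilon\in(0,\frac14)$, any $c$ with $QK^\varepsilon(\rho_n)\ge n-c$ for all $n$ satisfies
\[
c\ge\log(1/\varepsilon)-2\log\log(1/\varepsilon)-C .
\]
The state of Theorem~\ref{thm:main}(b) achieves $c\le\log(1/\varepsilon)+2\log\log(1/\varepsilon)+O(1)$.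
\end{proposition}

\begin{proof}
Put $L=\log(1/\varepsilon)>2$ and let $k$ be the largest integer with $2^{-k}>\varepsilon$, so that $k\ge2$ and $L-1\le k<L$. We need a small projection with a short program that has weight more than $\varepsilon$ in all diagonal states at once. Let $v_k=2^{-k/2}\sum_{|x|=k}|x\rangle$ and $P_k=|v_k\rangle\langle v_k|$, a special projection of rank $1$. All its diagonal entries equal $2^{-k}$, so $\mathrm{Tr}(\rho_kP_k)=2^{-k}>\varepsilon$ for diagonal $\rho_k$. A prefix-free machine can read $1^l0$ followed by the $l=\lfloor\log k\rfloor+1$ binary digits of $k$ and output $P_k$; by universality $P_k$ has a program of length at most $2\log k+C_0$, with $C_0$ independent of $k$. Hence $k-c\le QK^\varepsilon(\rho_k)\le2\log k+C_0$, and $c\ge L-1-2\log L-C_0$.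

For the second claim, $i=\lceil L\rceil$ satisfies $3\le i<L+1<2L$, so $\ell(i)=\lceil\log i\rceil<\log L+2$ and $c_i<L+2\log L+6$.
\end{proof}

The lower bound needs a projection that is not diagonal. For the point mass at a Martin-L\"of random sequence, a diagonal projection $P=U(p)$ has $\rho(P)\in\{0,1\}$, so the constant that (LS) gives for $\varepsilon=\frac12$ bounds the compression by diagonal projections for all $\varepsilon$ at once.

\begin{thebibliography}{1}
\bibitem{Bhojraj} Tejas Bhojraj, \emph{Algorithmic Randomness and Kolmogorov Complexity for Qubits}, arXiv:2106.14280 (2021).
\end{thebibliography}
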